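# The Prefactor One Half in Deterministic Identification over Classical-Quantum Channels

Throughout, $\log$ is the natural logarithm, $B$ is a Hilbert space of finite dimension $m$, and $m\ge 2$ (for $m=1$ there is only one state and everything below is trivial).

## 1. States, square roots and relative entropy

**Definition 1 (states and norms).** $\mathcal S(B)$ is the set of density matrices on $B$: operators $\rho\ge 0$ with $\operatorname{Tr}\rho=1$. We write $\|X\|$ for the operator norm, $\|X\|_1=\operatorname{Tr}|X|$ for the trace norm, and $\|X\|_2=(\operatorname{Tr}X^*X)^{1/2}$ for the Hilbert–Schmidt norm. With $\|\cdot\|_2$, the space $\mathrm{Herm}(B)$ of Hermitian operators is a Euclidean space, $\mathrm{Herm}(B)\cong\mathbb R^{m^2}$.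

For example, the Bernoulli states $\rho_p=\operatorname{diag}(1-p,p)$ satisfy $\frac12\|\rho_p-\rho_{p'}\|_1=|p-p'|$. We use three textbook facts. First, for states $\rho,\sigma$ and any $0\le D\le\mathbb 1$,
$$|\operatorname{Tr}(\rho-\sigma)D|\le\tfrac12\|\rho-\sigma\|_1. \tag{1}$$
Second, $\|XY\|_1\le\|X\|_2\|Y\|_2$. Third, $\|XY\|_2\le\|X\|\,\|Y\|_2$.

**Definition 2 (square-root distance).** For states on $B$ put $h^2(\rho,\sigma)=\|\sqrt\rho-\sqrt\sigma\|_2^2=2-2\operatorname{Tr}\sqrt\rho\sqrt\sigma$. Since $\operatorname{Tr}\sqrt\rho\sqrt\sigma=\operatorname{Tr}\sigma^{1/4}\rho^{1/2}\sigma^{1/4}\ge0$, we have $h^2\le2$. For product states $\rho=\bigotimes_{k=1}^n\rho_k$, $\sigma=\bigotimes_{k=1}^n\sigma_k$ put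
$$d(\rho,\sigma)^2=\sum_{k=1}^nh^2(\rho_k,\sigma_k)\le 2n .$$

So $d$ is the Euclidean distance between the vectors $(\sqrt{\rho_k})_k$ and $(\sqrt{\sigma_k})_k$ in $\mathrm{Herm}(B)^n\cong\mathbb R^{q}$ with $q=m^2n$. A product state determines its factors, so we may identify it with this vector. Two examples with one parameter will accompany us.

* Bernoulli: with $p=\sin^2\varphi$, $\sqrt{\rho_p}=\operatorname{diag}(\cos\varphi,\sin\varphi)$ lies on a quarter circle, and $h^2=2-2\cos(\varphi-\varphi')$.
* Real pure qubits: $|\psi_\varphi\rangle=\cos\varphi\,|0\rangle+\sin\varphi\,|1\rangle$. A projection is its own square root, so $h^2=2-2\cos^2(\varphi-\varphi')$.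

Let $q_k=\operatorname{Tr}\sqrt{\rho_k}\sqrt{\sigma_k}=1-\frac12h^2(\rho_k,\sigma_k)\in[0,1]$ and $Q=\operatorname{Tr}\sqrt\rho\sqrt\sigma=\prod_kq_k$. Then
$$\tfrac12\|\rho-\sigma\|_1\le\sqrt{1-Q^2}\le d(\rho,\sigma). \tag{2}$$
To see this, put $X=\sqrt\rho-\sqrt\sigma$ and $Y=\sqrt\rho+\sqrt\sigma$. Then $\rho-\sigma=\frac12(XY+YX)$, so $\frac12\|\rho-\sigma\|_1\le\frac12\|X\|_2\|Y\|_2=\frac12\sqrt{(2-2Q)(2+2Q)}=\sqrt{1-Q^2}$. Moreover $1-Q^2\le2(1-Q)\le2\sum_k(1-q_k)=d(\rho,\sigma)^2$, where $1-\prod q_k\le\sum(1-q_k)$ because all $q_k\in[0,1]$. Next,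
$$Q\le e^{-d(\rho,\sigma)^2/2},\qquad\text{and}\qquad Q\ge e^{-d(\rho,\sigma)^2}\ \text{ if all } h^2(\rho_k,\sigma_k)\le1. \tag{3}$$
The first part is $1-x/2\le e^{-x/2}$. The second is $1-x/2\ge e^{-x}$ on $[0,1]$: the function $1-x/2-e^{-x}$ is concave, vanishes at $0$ and is positive at $1$.

We also need the Powers–Størmer inequality
$$\|\sqrt\rho-\sqrt\sigma\|_2^2\le\|\rho-\sigma\|_1. \tag{4}$$
With $X,Y$ as above, let $U=\operatorname{sgn}X$, which commutes with $X$. Then $\|\rho-\sigma\|_1\ge\operatorname{Tr}U(\rho-\sigma)=\operatorname{Tr}|X|Y$. In an orthonormal eigenbasis $Xe=x_ee$ we have $\langle e|Y|e\rangle\ge|\langle e|X|e\rangle|=|x_e|$, because $Y\pm X\ge0$. So $\operatorname{Tr}|X|Y\ge\sum_ex_e^2=\|X\|_2^2$.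

**Definition 3 (relative entropy).** For states of full rank, $D(\rho\|\sigma)=\operatorname{Tr}\rho(\log\rho-\log\sigma)$.

It is non-negative. It is additive on product states, because $\log\bigotimes_k\rho_k=\sum_k(\log\rho_k)_{\text{site }k}$. For Bernoulli states with $p'=p+\varepsilon$, Taylor expansion gives $D(\rho_{p'}\|\rho_p)=\frac{\varepsilon^2}{2p(1-p)}+O(\varepsilon^3)$ and $h^2(\rho_{p'},\rho_p)=\frac{\varepsilon^2}{4p(1-p)}+O(\varepsilon^3)$: both are quadratic in $\varepsilon$.

## 2. Channels and identification codes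

**Definition 4 (cq-channel).** A classical-quantum channel is a map $W:\mathcal X\to\mathcal S(B)$, $x\mapsto W_x$, with an arbitrary, possibly infinite, nonempty input set $\mathcal X$. It is used memorylessly: $W_{x^n}=W_{x_1}\otimes\cdots\otimes W_{x_n}$ for $x^n\in\mathcal X^n$.

If all $W_x$ commute, this is a classical channel with finite output alphabet; the Bernoulli family with $\mathcal X=[0,1]$ is one. The real pure qubits form a cq-channel with $\mathcal X=[0,\pi)$.

**Definition 5 (deterministic identification code).** An $(n,N,\lambda_1,\lambda_2)$ DI code consists of codewords $u_1,\dots,u_N\in\mathcal X^n$ and operators $0\le D_1,\dots,D_N\le\mathbb 1$ on $B^{\otimes n}$ with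
$$\operatorname{Tr}W_{u_i}D_i\ge1-\lambda_1\ \text{ for all }i,\qquad \operatorname{Tr}W_{u_j}D_i\le\lambda_2\ \text{ for all }i\ne j.$$
$N_{\rm DI}(n,\lambda_1,\lambda_2)$ is the maximal such $N$.

The receiver answers only "was it message $i$?", for one $i$ of his choice. There are $N$ separate tests, and nothing requires $\sum_iD_i\le\mathbb 1$. For example, let $n=1$, let $W_1,W_2,W_3$ be the real pure qubits at angles $0,\pi/3,2\pi/3$, and let $D_i=W_i$. Different states overlap by $\cos^2(\pi/3)=\frac14$, so this is a $(1,3,0,\frac14)$ code with three messages in dimension two; here $\sum_iD_i=\frac32\mathbb 1$.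

Note that $N_{\rm DI}$ is non-decreasing in $\lambda_1$ and in $\lambda_2$, and that $N_{\rm DI}\ge1$ (take one codeword and $D_1=\mathbb 1$).

**Definition 6 (slightly superlinear capacity).** The pessimistic DI capacity is
$$\dot C_{\rm DI}(W)=\inf_{\lambda_1,\lambda_2>0}\liminf_{n\to\infty}\frac{\log N_{\rm DI}(n,\lambda_1,\lambda_2)}{n\log n}.$$
The optimistic capacity $\dot C^{\rm opt}_{\rm DI}(W)$ has $\limsup$ in place of $\liminf$.

For example, let $\mathcal X$ be finite and $\lambda_1+\lambda_2<1$. Two equal codewords would give $1-\lambda_1\le\lambda_2$, so the codewords are distinct, $N\le|\mathcal X|^n$, and both capacities are $0$. The scale $n\log n$ becomes interesting for infinite $\mathcal X$, where the number of usable letters can grow like a power of $n$.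

## 3. Covering numbers and Minkowski dimension

**Definition 7 (covering number and dimension).** Let $\widetilde{\mathcal X}=\{W_x:x\in\mathcal X\}$ and $K=\sqrt{\widetilde{\mathcal X}}=\{\sqrt{W_x}:x\in\mathcal X\}\subset\mathrm{Herm}(B)$. Let $\Gamma(\delta)$ be the minimal number of closed $\delta$-balls of $\mathrm{Herm}(B)$ covering $K$. The lower and upper Minkowski dimensions $\underline d_M(K)$, $\overline d_M(K)$ are the $\liminf$ and $\limsup$ of $\log\Gamma(\delta)/\log(1/\delta)$ as $\delta\to0$.

Since $\|\sqrt\rho\|_2=1$, $K$ lies in the unit sphere and $\Gamma(\delta)$ is finite. If one requires the centers to lie in $K$, the dimensions do not change: a $\delta$-ball that meets $K$ is contained in a $2\delta$-ball centered at a point of $K$.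

The simplest examples are smooth arcs. The Bernoulli family and the real pure qubits give smooth curves $K$ of dimension $1$.

Here is an example where the two dimensions differ. For $J\subset\{1,2,\dots\}$ consider the Bernoulli states with angle $\varphi$ in
$$\Phi_J=\Big\{\sum_{j\in J}\epsilon_j2^{-j}:\epsilon_j\in\{0,1\}\Big\}\subset[0,1].$$
On $[0,1]$ the map $\varphi\mapsto(\cos\varphi,\sin\varphi)$ changes distances by at most a constant factor, so it preserves both dimensions. Fixing the digits up to $k$ covers $\Phi_J$ by $2^{|J\cap[1,k]|}$ intervals of length $2^{-k}$. Their left endpoints are distinct multiples of $2^{-k}$ lying in $\Phi_J$, and an interval of length $2^{-k}$ contains at most two of them. So the dimensions are the lower and upper limits of $|J\cap[1,k]|/k$. For $J=\bigcup_{i\ge0}\{4^i,\dots,2\cdot4^i-1\}$, the count up to $k=2\cdot4^i-1$ is $(4^{i+1}-1)/3$, and it stays constant until $k=4^{i+1}-1$. The extreme ratios tend to $\frac23$ and $\frac13$, so $\underline d_M=\frac13$ and $\overline d_M=\frac23$.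

**Volume bounds.** An $r$-separated subset (pairwise distances at least $r$) of a ball of radius $R$ in $\mathbb R^{m^2}$ has at most $(1+2R/r)^{m^2}$ points, because the open $r/2$-balls around its points are disjoint and lie in a ball of radius $R+r/2$. Now cut each $R$-ball of an optimal cover down to $K$ and choose in it a maximal set with pairwise distances $>r$. By maximality its $r$-balls cover this piece, so
$$\Gamma(r)\le\Gamma(R)\,(1+2R/r)^{m^2}\qquad(r\le R). \tag{5}$$
Similarly, a maximal subset of $K$ with pairwise distances $>\delta$ has size $M$ with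
$$\Gamma(\delta)\le M\le(1+2/\delta)^{m^2}. \tag{6}$$

**Sampling the scale.** If $\delta_n\downarrow0$ and $\log\delta_{n+1}/\log\delta_n\to1$, then
$$\liminf_n\frac{\log\Gamma(\delta_n)}{\log(1/\delta_n)}=\underline d_M(K),\qquad \limsup_n\frac{\log\Gamma(\delta_n)}{\log(1/\delta_n)}=\overline d_M(K). \tag{7}$$
Indeed, $\Gamma$ is non-increasing. So for $\delta_{n+1}\le\delta\le\delta_n$ small,
$$\frac{\log\Gamma(\delta_n)}{\log(1/\delta_{n+1})}\le\frac{\log\Gamma(\delta)}{\log(1/\delta)}\le\frac{\log\Gamma(\delta_{n+1})}{\log(1/\delta_n)},$$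
and replacing $\delta_{n+1}$ by $\delta_n$ in a denominator, or conversely, costs a factor tending to $1$. In particular, $\delta_n=n^{-1/2}$ gives $\liminf_n\log\Gamma(n^{-1/2})/\log n=\frac12\underline d_M(K)$, and the same with $\limsup$ and $\overline d_M$.

## 4. A prefactor between one quarter and one half

Pau Colomer, Christian Deppe, Holger Boche and Andreas Winter, "Quantum Hypothesis Testing Lemma for Deterministic Identification over Quantum Channels", arXiv:2504.20991 (2025), give for every cq-channel
$$\tfrac14\underline d_M(K)\le\dot C_{\rm DI}(W)\le\tfrac12\underline d_M(K),\qquad \tfrac14\overline d_M(K)\le\dot C^{\rm opt}_{\rm DI}(W)\le\tfrac12\overline d_M(K). \tag{8}$$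
The same bounds hold for a quantum channel $\mathcal N:A\to B$ with product-state encodings from a set $\mathcal X\subset\mathcal S(A)$, where $\widetilde{\mathcal X}=\mathcal N(\mathcal X)$. If all outputs are pure, the upper bound is attained: $\dot C_{\rm DI}(W)=\frac12\underline d_M(\widetilde{\mathcal X})$.

What are the optimal constants $a\le b$ in $[\frac14,\frac12]$ such that $a\,\underline d_M(K)\le\dot C_{\rm DI}(W)\le b\,\underline d_M(K)$ holds for every cq-channel with $\underline d_M(K)>0$, and likewise for $\dot C^{\rm opt}_{\rm DI}$ with $\overline d_M(K)>0$? Is there a single prefactor $c$, or do two channels of equal dimension have different capacities? The answer is $a=b=c=\frac12$. It follows from finite-$n$ bounds.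

**Theorem 1 (achievability).** There is a constant $C_m$ such that for every cq-channel with $\dim B=m$, all $n\ge3$ and $E\ge1$,
$$\log N_{\rm DI}(n,e^{-E},e^{-E})\ \ge\ n\log\Gamma(n^{-1/2})-C_m\,n\log(E+\log n).$$

**Theorem 2 (converses).** (a) If $\kappa:=1-\lambda_1-\lambda_2>0$, then
$$\log N_{\rm DI}(n,\lambda_1,\lambda_2)\le n\log\Gamma(n^{-1/2})+m^2n\log(1+6/\kappa).$$
(b) If $3\le E\le n$, then $\log N_{\rm DI}(n,e^{-E},e^{-E})\le n\log\Gamma\big(\tfrac14\sqrt{E/n}\big)$.

**Corollary 3.** Let $\lambda_1,\lambda_2>0$, $\lambda_1+\lambda_2<1$. Then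
$$\log N_{\rm DI}(n,\lambda_1,\lambda_2)=n\log\Gamma(n^{-1/2})+O(n\log\log n),$$
with a constant depending only on $m,\lambda_1,\lambda_2$. Hence for all such fixed $\lambda_1,\lambda_2$ (a strong converse) the $\liminf$ and $\limsup$ of $\frac{\log N_{\rm DI}}{n\log n}$ equal $\frac12\underline d_M(K)$ and $\frac12\overline d_M(K)$. In particular, for every cq-channel,
$$\dot C_{\rm DI}(W)=\tfrac12\underline d_M\big(\sqrt{\widetilde{\mathcal X}}\big),\qquad \dot C^{\rm opt}_{\rm DI}(W)=\tfrac12\overline d_M\big(\sqrt{\widetilde{\mathcal X}}\big),$$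
and $a=b=c=\frac12$. The same holds for a quantum channel $\mathcal N$ with product encodings from $\mathcal X\subset\mathcal S(A)$.

**Corollary 4 (range of errors).** If the errors are required to be $\le e^{-E_n}$ with $E_n\ge1$ and $\log E_n=o(\log n)$, both formulas remain true. If $E_n\ge n^\alpha$ for all large $n$, with $\alpha\in(0,1)$, then the $\liminf$ (resp. $\limsup$) of $\frac{\log N_{\rm DI}(n,e^{-E_n},e^{-E_n})}{n\log n}$ is at most $\frac{1-\alpha}2\underline d_M(K)$ (resp. $\frac{1-\alpha}2\overline d_M(K)$). So the value $\frac12d_M$, when $d_M>0$, survives for subpolynomial error exponents and fails for polynomial ones.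

For the channel with angles in $\Phi_J$ above, this gives $\dot C_{\rm DI}=\frac16$ and $\dot C_{\rm DI}^{\rm opt}=\frac13$.

## 5. Pure states by hand

With pure outputs the natural test for $u$ is $D_u=W_u$. It accepts $u$ with probability $1$, and it accepts $u'$ with probability $\operatorname{Tr}W_{u'}W_u$. Since pure states equal their square roots, this is $Q$, and $Q\le e^{-d(W_u,W_{u'})^2/2}$ by (3). So $d\ge\sqrt{2\log(1/\lambda_2)}$ suffices: a constant separation in $\mathbb R^q$. It remains to count how many words can be kept that far apart.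

**Lemma 1 (Gilbert–Varshamov).** Let $n\ge3$, $M\ge1$ and $w=\lceil n/\log n\rceil$. There is a set of at least $2^{-n}M^{n-n/\log n}$ words in $\{1,\dots,M\}^n$ with pairwise Hamming distance at least $w$.

*Proof.* Take a maximal set with this distance. By maximality the Hamming balls of radius $w-1$ around its words cover all $M^n$ words. Each ball has at most $\sum_{i\le w-1}\binom ni(M-1)^i\le2^nM^{w-1}$ elements, and $w-1\le n/\log n$. $\square$

For the pure-state channel put $s=\sqrt{2\log(1/\lambda_2)}$ and $\delta_n=s\sqrt{\log n/n}$. By (6) choose $M\ge\Gamma(\delta_n)$ letters whose states have pairwise distances $>\delta_n$, and apply Lemma 1. Different words differ in at least $n/\log n$ places, so $d^2\ge\frac n{\log n}\delta_n^2=s^2$, and the errors are $0$ and at most $\lambda_2$. Therefore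
$$\frac{\log N}{n\log n}\ge\Big(1-\frac1{\log n}\Big)\frac{\log\Gamma(\delta_n)}{\log n}-\frac{\log2}{\log n}.$$
Since $\log(1/\delta_n)/\log n\to\frac12$, the $\liminf$ is at least $\frac12\underline d_M(K)$ by (7). The real pure qubits thus reach $\frac12$. The Hamming distance $n/\log n$ is the right compromise: it is large enough that letters need only be $\sqrt{\log n/n}$ apart, and small enough to cost only $e^{O(n)}$ words.

For mixed states $W_u$ is not a projection, and $\operatorname{Tr}W_uW_u$ may be exponentially small. But the example shows what to aim for: $d$ of order $1$, or at least $n^{o(1)}$.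

## 6. The converse: close codewords cannot be told apart

**Proof of Theorem 2.** By (1), for $i\ne j$ in a DI code,
$$\tfrac12\|W_{u_i}-W_{u_j}\|_1\ge\operatorname{Tr}(W_{u_i}-W_{u_j})D_i\ge1-\lambda_1-\lambda_2. \tag{9}$$
Cover $K$ by $\Gamma(\delta)$ balls of radius $\delta$ and map each codeword to a sequence of $n$ balls, the $k$-th containing the square root of its $k$-th letter state. Two codewords with the same image have $h\le2\delta$ at each site, hence $d\le2\delta\sqrt n$. In both parts we choose $\delta$ so that this contradicts (9). Then the map is injective and $N\le\Gamma(\delta)^n$.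

**Part (a).** Take $\delta=\kappa/(3\sqrt n)$. Equal images give $\frac12\|W_{u_i}-W_{u_j}\|_1\le d\le\frac23\kappa<\kappa$ by (2), which contradicts (9). So $N\le\Gamma(\kappa/(3\sqrt n))^n$, and (5) with $r=\kappa/(3\sqrt n)$ and $R=n^{-1/2}$ gives the claim.

**Part (b).** Take $\delta=\frac14\sqrt{E/n}$. Equal images give $h^2\le4\delta^2=E/(4n)\le1$ at each site and $d^2\le E/4$, so $Q\ge e^{-E/4}$ by (3). With (9) and (2),
$$2e^{-E}\ge1-\sqrt{1-Q^2}\ge\tfrac12Q^2\ge\tfrac12e^{-E/2}.$$
Hence $e^{E/2}\le4$, i.e. $E\le2\log4<3$, a contradiction. $\square$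

So a separation $d$ of order $1$ is necessary. The rest of the talk shows that it is sufficient up to powers of $\log n$ and $E$.

## 7. The entropy test and the barrier at separation $n^{1/4}$

Let us try to build a test for mixed states. Assume for now that all letter states have eigenvalues at least $e^{-a}$ with a fixed $a$. Write $u$ for the codeword and for its state, and $S(u)=-\operatorname{Tr}u\log u$. The first observable to try is the log-likelihood $T=\log u=\sum_k(\log u_k)_{\text{site }k}$. Its expectations are
$$\operatorname{Tr}uT=-S(u),\qquad\operatorname{Tr}u'T=-S(u')-D(u'\|u).$$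
The entropies can be equalized cheaply: label codewords by $\lfloor S(u)\rfloor\in[0,n\log m]$ and keep the largest class. This loses a factor of at most $n\log m+1$, and inside the class $|S(u)-S(u')|\le1$. So a competitor $u'$ produces a mean that is lower by at least $D(u'\|u)-1$, and we shall see in Lemma 2 that $D(u'\|u)\ge d(u',u)^2$.

Against this gap stands the noise. In a product state the measurement of $T$ is a sum of $n$ independent variables bounded by $a$, so its variance is at most $na^2$. With $g=a\sqrt{n/\lambda}$, the test "accept if $T\ge-S(u)-g$" has both errors at most $\lambda$ by Chebyshev, provided $d(u,u')^2\ge2g+1$. This means that $d$ must be of order $n^{1/4}$. Choosing letters at distance $Cn^{1/4}\sqrt{\log n/n}$ and using Lemma 1 as in Section 5, one gets the prefactor $\frac14$, because the letter distance is now $n^{-1/4+o(1)}$.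

The loss is real for this test. Take the Bernoulli channel, $p=\frac14$, $n$ even, $\varepsilon=n^{-1/3}$ with $n$ large. Let $u=(p,\dots,p)$, and let $u'$ have the letter $p+\varepsilon$ in the first half and $p-\varepsilon'$ in the second, where $\varepsilon'$ is determined by $H(p+\varepsilon)+H(p-\varepsilon')=2H(p)$ with $H$ the binary entropy, so that $S(u)=S(u')$. Since $H'(p)=\log3$ and $H''(p)=-\frac{16}3$, expansion gives $\varepsilon-\varepsilon'=\frac{16}{3\log3}\varepsilon^2+O(\varepsilon^3)$. The two words are far apart: $d(u,u')^2=\frac43n^{1/3}+O(1)\to\infty$, so $Q\to0$ by (3). But $T=\log u$ is a constant minus $\log3$ times the number of ones. Under $u$ that number has mean $\frac n4$ and variance $\frac3{16}n$. Under $u'$ the mean moves by only $\frac n2(\varepsilon-\varepsilon')=O(n^{1/3})=o(\sqrt n)$, and the variance is $\frac3{16}n+o(n)$. By the central limit theorem the two distribution functions of $T$ differ by $o(1)$ uniformly, so every threshold test on $T$ has $\lambda_1+\lambda_2\ge1-o(1)$.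

The statistic has the right gap, $D(u'\|u)$ of order $n^{1/3}$, but it drags along fluctuations of order $\sqrt n$. These have nothing to do with the difference between $u$ and $u'$.

## 8. Moving the base point

Subtract a reference. For a product state $\beta$ of full rank let $T=\log u-\log\beta$. For every product state $\omega$,
$$\operatorname{Tr}\omega T=D(\omega\|\beta)-D(\omega\|u). \tag{10}$$
The entropy test is the case $\beta=\mathbb 1/m^n$. If $D(u\|\beta)$ and $D(u'\|\beta)$ are equal up to $1$, the gap is again at least $D(u'\|u)-1$, whatever $\beta$ is. But the noise now depends on $\beta$: if $u_k$ is close to $\beta_k$, the $k$-th summand is small. We shall prove that the standard deviation is of order $s$, up to the factor $a$, when $u$ and the measured state lie within $d$-distance $s$ of $\beta$.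

In the example above let $\beta$ have the letter $p+\varepsilon/2$ in the first half and $p-\varepsilon/2$ in the second. In each half, $u$ and $u'$ differ from $\beta$ by $\pm\varepsilon/2+O(\varepsilon^2)$ per letter. So $D(u\|\beta)$ and $D(u'\|\beta)$ differ by $O(n\varepsilon^3)=O(1)$. The summands of $T$ are $O(\varepsilon)$, so the noise is $O(\sqrt n\,\varepsilon)=O(n^{1/6})$. The gap is $D(u'\|u)=\frac83n^{1/3}+O(1)$, and it wins.

A code cannot stay near one base point, however. So use several scales. With a base point at distance $s_0\approx n^{1/2}$, which is no restriction, one distinguishes words at distance $s_1\approx\sqrt{s_0}=n^{1/4}$. Now thin the code into clusters of radius $s_1$, any two of which are at distance more than $s_1$. Words in different clusters are handled by the first test. Words in the same cluster have a common base point at distance $s_1$, and there noise of order $s_1$ allows separation $s_2\approx\sqrt{s_1}=n^{1/8}$. With $L$ scales the required separation is about $n^{2^{-L-1}}$, so letters at distance $n^{-1/2+2^{-L-1}}$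 should suffice, which suggests the prefactor $\frac12-2^{-L-1}$; $L=1$ is the barrier $\frac14$. With $L\approx\log_2\log n$ the separation becomes constant, up to logarithms.

What does it cost? The code lives in $\mathbb R^q$ with $q=m^2n$, so a packing argument thins it at the price of a factor $e^{O(n)}$ per scale, $e^{O(n\log\log n)}$ in all. On the scale $n\log n$ this is free. Three technical points remain: logarithms of states with zero or tiny eigenvalues, a variance bound for non-commuting $u_k$ and $\beta_k$, and the combination of $L$ tests that do not commute with each other.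

## 9. Four lemmas

The first lemma compares relative entropy and the variance of the test observable with $h^2$ at one site.

**Lemma 2.** Let $a\ge2$, let $\rho,\sigma$ be states on $B$ with all eigenvalues $\ge e^{-a}$, and let $A=\log\rho-\log\sigma$. Then $\|A\|\le a$ and

(i) $D(\rho\|\sigma)\ge h^2(\rho,\sigma)$;

(ii) $\operatorname{Tr}\sigma A^2\le3a^2h^2(\rho,\sigma)$;

(iii) for every state $\tau$ on $B$: $\operatorname{Tr}\tau A^2\le6a^2h^2(\rho,\sigma)+2a^2h^2(\tau,\sigma)$.

*Proof.* Both logarithms lie between $-a\mathbb 1$ and $0$, so $\|A\|\le a$. To reduce (i) and (ii) to inequalities between numbers, diagonalize $\rho=\sum_ir_i|i\rangle\langle i|$ and $\sigma=\sum_jb_j|f_j\rangle\langle f_j|$, and put $w_{ij}=|\langle i|f_j\rangle|^2$. For any function $g$, $\langle i|g(\rho)-g(\sigma)|f_j\rangle=(g(r_i)-g(b_j))\langle i|f_j\rangle$. Since $\|X\|_2^2=\sum_{ij}|\langle i|X|f_j\rangle|^2$, taking $g=\sqrt{\cdot}$ and $g=\log$ gives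
$$h^2(\rho,\sigma)=\sum_{ij}w_{ij}(\sqrt{r_i}-\sqrt{b_j})^2,\qquad \operatorname{Tr}\sigma A^2=\|A\sqrt\sigma\|_2^2=\sum_{ij}w_{ij}\,b_j\Big(\log\frac{r_i}{b_j}\Big)^2.$$
Since $\sum_{ij}w_{ij}r_i=\sum_{ij}w_{ij}b_j=1$, also $D(\rho\|\sigma)=\sum_{ij}w_{ij}\big(r_i\log\frac{r_i}{b_j}-r_i+b_j\big)$. Now compare term by term.

(i) From $\log x\le x-1$ we get $r\log\frac rb=-2r\log\sqrt{b/r}\ge2r-2\sqrt{rb}$. So $r\log\frac rb-r+b\ge(\sqrt r-\sqrt b)^2$.

(ii) Write $r=be^{2t}$ with $|t|\le a/2$. After division by $b$ the claim is $4t^2\le3a^2(e^t-1)^2$. For $t\ge0$, $4t^2\le4(e^t-1)^2\le a^2(e^t-1)^2$. For $t=-s<0$, the function $(1-e^{-s})/s$ is decreasing, so on $(0,a/2]$ we have $1-e^{-s}\ge s\,\frac{1-e^{-a/2}}{a/2}$. Hence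
$$4s^2\le a^2\frac{(1-e^{-s})^2}{(1-e^{-a/2})^2}\le\frac{a^2}{(1-e^{-1})^2}(1-e^{-s})^2\le3a^2(1-e^{-s})^2,$$
because $a/2\ge1$ and $(1-e^{-1})^{-2}<2.51$.

(iii) By the triangle inequality $\|A\sqrt\tau\|_2\le\|A\sqrt\sigma\|_2+\|A\|\,\|\sqrt\tau-\sqrt\sigma\|_2$. Square this, use $(x+y)^2\le2x^2+2y^2$, and apply (ii). $\square$

The second lemma is the test of Section 8. We recall Bernstein's inequality: if $X_1,\dots,X_n$ are independent with $|X_k-\mathbb EX_k|\le c$ and total variance at most $V$, then $\Pr\big(\sum_k(X_k-\mathbb EX_k)\ge g\big)\le\exp\big(-g^2/(2V+\frac23cg)\big)$, and likewise for deviations downwards.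

**Lemma 3 (test relative to a base point).** Let $\rho,\beta,\tau$ be $n$-fold product states whose tensor factors all have eigenvalues $\ge e^{-a}$, $a\ge2$. Let $E'\ge1$, $s\ge\sqrt{E'}$, $g=6as\sqrt{E'}$, and suppose $d(\rho,\beta)\le s$. Let $T=\sum_k(\log\rho_k-\log\beta_k)_{\text{site }k}$, and let $P$ be the spectral projection of $T$ onto $[D(\rho\|\beta)-g,\infty)$. Then

(i) $\operatorname{Tr}\rho P\ge1-e^{-E'}$;

(ii) if $d(\tau,\beta)\le s$, $|D(\tau\|\beta)-D(\rho\|\beta)|\le1$ and $d(\tau,\rho)^2\ge2g+1$, then $\operatorname{Tr}\tau P\le e^{-E'}$.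

*Proof.* The summands $A_k=\log\rho_k-\log\beta_k$ of $T$ act on different sites. So the spectral measurement of $T$ in a product state $\omega$ yields $S=\sum_kX_k$, where the $X_k$ are independent and $X_k$ is the outcome of measuring $A_k$ in $\omega_k$. Thus $|X_k|\le a$, $\mathbb EX_k^2=\operatorname{Tr}\omega_kA_k^2$, and $\mathbb ES=D(\omega\|\beta)-D(\omega\|\rho)$ by (10).

We first bound the noise. Let $\omega\in\{\rho,\tau\}$ with $d(\omega,\beta)\le s$. Summing Lemma 2(iii) over the sites, with $(\rho_k,\beta_k,\omega_k)$ for $(\rho,\sigma,\tau)$,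
$$\operatorname{Var}S\le6a^2d(\rho,\beta)^2+2a^2d(\omega,\beta)^2\le8a^2s^2.$$
The centered summands are bounded by $2a$. Bernstein bounds each one-sided deviation of size at least $g$ by $\exp\big(-g^2/(16a^2s^2+\frac43ag)\big)$. Since $g^2=36a^2s^2E'\ge32a^2s^2E'$, the first term of the denominator is at most $g^2/(2E')$. Since $s\ge\sqrt{E'}$, we have $g\ge6aE'\ge\frac83aE'$, so the second is also at most $g^2/(2E')$. The bound is therefore at most $e^{-E'}$.

For $\omega=\rho$, $\mathbb ES=D(\rho\|\beta)$, and rejection means a deviation downwards by more than $g$. This is (i). For $\omega=\tau$, additivity and Lemma 2(i) give $D(\tau\|\rho)\ge d(\tau,\rho)^2$. Hence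
$$\mathbb ES\le D(\rho\|\beta)+1-d(\tau,\rho)^2\le D(\rho\|\beta)-2g,$$
and acceptance means a deviation upwards by at least $g$. This is (ii). $\square$

The third lemma produces the clusters. It says that for a factor $7^q$ a finite set can be organized into pieces of radius $s$ with gaps $s$ between them.

**Lemma 4 (thinning).** Let $Y\subset\mathbb R^q$ be finite and nonempty, and $s>0$. There are $Y'\subset Y$ with $|Y'|\ge7^{-q}|Y|$ and a map $b:Y'\to Y$ such that $|y-b(y)|\le s$ for all $y\in Y'$, and for $y,y'\in Y'$ either $b(y)=b(y')$ or $|y-y'|>s$.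

*Proof.* Let $Z\subset Y$ be maximal with pairwise distances $>s$. By maximality every $y\in Y$ has some $b(y)\in Z$ with $|y-b(y)|\le s$. Clusters of nearby centers may touch, so we select centers far apart. Join distinct $z,z'\in Z$ by an edge if $|z-z'|\le3s$. The open $s/2$-balls around $z$ and its neighbors are disjoint and lie in the ball of radius $3s+\frac s2=\frac72s$ around $z$. So there are at most $7^q$ of them, and each degree is at most $7^q-1$. Greedy coloring therefore needs at most $7^q$ colors. The sets $b^{-1}(\text{color class})$ partition $Y$, so some color class $Z^*$ has $|b^{-1}(Z^*)|\ge7^{-q}|Y|$. Let $Y'=b^{-1}(Z^*)$. If $b(y)\ne b(y')$ for $y,y'\in Y'$, the two centers have the same color, so $|b(y)-b(y')|>3s$ and $|y-y'|>3s-2s=s$. $\square$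

The fourth lemma combines the tests. A codeword should be accepted only if all scales accept. Classically one intersects acceptance sets; non-commuting projections have no such intersection. The substitute is to measure the total amount of rejection.

**Lemma 5 (combining non-commuting tests).** Let $P_0,\dots,P_{L-1}$ be projections, $t>0$, $R=\sum_l(\mathbb 1-P_l)$, and let $\Delta$ be the spectral projection of $R$ onto $[0,t]$. If $\operatorname{Tr}\rho P_l\ge1-\varepsilon$ for all $l$, then $\operatorname{Tr}\rho\Delta\ge1-L\varepsilon/t$. If $\operatorname{Tr}\tau P_l\le\varepsilon$ for at least one $l$, then $\operatorname{Tr}\tau\Delta\le(\sqrt\varepsilon+\sqrt t)^2$.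

*Proof.* On the range of $\mathbb 1-\Delta$, $R>t$, so $\mathbb 1-\Delta\le R/t$ and $\operatorname{Tr}\rho(\mathbb 1-\Delta)\le\frac1t\operatorname{Tr}\rho R\le L\varepsilon/t$. For the second claim, $\Delta(\mathbb 1-P_l)\Delta\le\Delta R\Delta\le t\mathbb 1$, i.e. $\|\Delta(\mathbb 1-P_l)\|\le\sqrt t$. Splitting $\mathbb 1=P_l+(\mathbb 1-P_l)$,
$$\|\Delta\sqrt\tau\|_2\le\|P_l\sqrt\tau\|_2+\sqrt t\,\|\sqrt\tau\|_2\le\sqrt\varepsilon+\sqrt t,$$
and $\operatorname{Tr}\tau\Delta=\|\Delta\sqrt\tau\|_2^2$. $\square$

If the $P_l$ commute and $t<1$, then $R$ counts the rejecting tests and $\Delta=P_0\cdots P_{L-1}$: we recover the intersection.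

## 10. Construction of the code (proof of Theorem 1)

Constants $C_m$ depend only on $m$ and may change from line to line. Let $n\ge3$ and $E\ge1$, and write $\Lambda=\log(E+\log n)$. Since $E+\log n\ge1+\log3>2$, we have $\Lambda\ge\log2$, so constants can be absorbed into $C_m\Lambda$.

**Step 1: choose the parameters.** The purpose is to fix the smallest eigenvalue $e^{-a}$, the number $L$ of scales, the error exponent $E'$ of a single test, and the scales $s_l$. Let
$$\eta=\frac{e^{-E}}{2n},\qquad a=\log\frac m\eta=\log(2mn)+E,\qquad L=\lceil\log_2\log n\rceil,$$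
$$E'=2E+2\log(2L+8),\qquad\theta=13a\sqrt{E'},\qquad s_0=\sqrt{2n},\qquad s_{l+1}=\sqrt{\theta s_l}\quad(0\le l<L).$$
Then $a\ge\log12+1>2$, $E'\ge1$, and $L\ge1$ because $\log3>1$. We have $a\le C_m(E+\log n)$ and, since $\log(2L+8)\le2L+8\le C(E+\log n)$, also $E'\le C(E+\log n)$. Thus
$$\theta\le C_m(E+\log n)^{3/2}. \tag{11}$$

**Step 2: dispose of the case $s_0<\theta$.** Here the theorem claims nothing. Indeed $\log n\le\log(2n)<2\log\theta\le C_m\Lambda$ by (11). By (6), $\log\Gamma(n^{-1/2})\le m^2\log(1+2\sqrt n)\le m^2\log(3\sqrt n)\le2m^2\log n$, because $3\sqrt n\le n^2$ for $n\ge3$. So $n\log\Gamma(n^{-1/2})\le C_mn\Lambda$, the right side of Theorem 1 is $\le0$ for $C_m$ large, and $N_{\rm DI}\ge1$.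

From now on $s_0\ge\theta$. Since $s_{l+1}/\theta=\sqrt{s_l/\theta}$, we get $s_l=\theta(s_0/\theta)^{2^{-l}}$. So for all $l\le L$,
$$s_l\ge\theta\ge\sqrt{E'},\qquad\theta\ge26. \tag{12}$$
At the last scale, $2^L\ge\log n$ and $\theta\ge1$ give
$$s_L\le\theta\,s_0^{1/\log n}=\theta\exp\Big(\frac12+\frac{\log2}{2\log n}\Big)\le3\theta. \tag{13}$$

**Step 3: regularize the channel.** This makes all logarithms bounded. Let $W^\eta_x=(1-\eta)W_x+\eta\mathbb 1/m$, whose eigenvalues are $\ge\eta/m=e^{-a}$. Then $\frac12\|W^\eta_x-W_x\|_1\le\eta$. Replacing tensor factors one at a time, $\frac12\|W^\eta_{x^n}-W_{x^n}\|_1\le n\eta=\frac12e^{-E}$. By (1), a code for $W^\eta$ with both errors $\le\frac12e^{-E}$ is a code for $W$ with both errors $\le e^{-E}$. Also, by (4), $\|\sqrt{W^\eta_x}-\sqrt{W_x}\|_2^2\le2\eta\le1/n$, so the square roots move by at most $n^{-1/2}$.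

**Step 4: choose an initial set that is $s_L$-separated.** Let $\delta=2s_L\sqrt{\log n/n}$; by (12), $\delta\ge4/\sqrt n$. Take a maximal subset of $K$ with pairwise distances $>\delta$, of size $M\ge\Gamma(\delta)$. The corresponding $\sqrt{W_x^\eta}$ have pairwise distances $>\delta-2/\sqrt n\ge\delta/2$. Apply Lemma 1 to these $M$ letters, and let $Y_0$ be the resulting set of product states $W^\eta_{x^n}$. Distinct elements satisfy
$$d^2\ge\frac n{\log n}\cdot\frac{\delta^2}4=s_L^2.$$
For the size, (6) gives $M\le(1+2/\delta)^{m^2}\le(3\sqrt n)^{m^2}$, so $\log M\le2m^2\log n$ and the loss $\frac n{\log n}\log M$ in Lemma 1 is at most $2m^2n$. Hence $\log|Y_0|\ge n\log\Gamma(\delta)-n(\log2+2m^2)$. To return to the scale $n^{-1/2}$, use (5) with $r=n^{-1/2}$ and $R=\delta$, and note $\delta\sqrt n\le6\theta\sqrt{\log n}$ by (13):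
$$\log|Y_0|\ge n\log\Gamma(n^{-1/2})-nm^2\log\big(1+12\theta\sqrt{\log n}\big)-n(\log2+2m^2). \tag{14}$$

**Step 5: thin at the scales $s_1,\dots,s_{L-1}$.** This provides the base points. Let $b_0\equiv y_*$ be a fixed element of $Y_0$. Starting from $Y_0$, apply Lemma 4 in $\mathbb R^q$, $q=m^2n$, successively with $s=s_1,\dots,s_{L-1}$, each time to the set obtained before. This gives $Y_0\supset Y_1\supset\dots\supset Y_{L-1}$ with
$$|Y_{L-1}|\ge7^{-m^2n(L-1)}|Y_0|,$$
and maps $b_l$ which we restrict to $Y_{L-1}$; their values lie in $Y_0$. For $u,u'\in Y_{L-1}$: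

* $d(u,b_l(u))\le s_l$ for $0\le l\le L-1$ (for $l=0$ because $d\le\sqrt{2n}=s_0$ always);
* if $b_l(u)\ne b_l(u')$ with $1\le l\le L-1$, then $d(u,u')>s_l$.

Both properties are inherited by subsets, so later thinning does not spoil earlier scales.

**Step 6: equalize the divergences from the base points.** This is the pigeonhole step of Section 7, at all scales at once. By Lemma 2, $0\le D(u\|b_l(u))\le na$. Label $u\in Y_{L-1}$ by the vector $(\lfloor D(u\|b_l(u))\rfloor)_{l=0}^{L-1}$. There are at most $(na+1)^L$ labels. Let $Y^*$ be a largest class, so $|Y^*|\ge(na+1)^{-L}|Y_{L-1}|$.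

**Step 7: every pair is separated at some scale.** Let $u\ne u'$ in $Y^*$, and let $l\in\{0,\dots,L-1\}$ be maximal with $b_l(u)=b_l(u')=:\beta$. It exists because $b_0$ is constant. Then $d(u,\beta),d(u',\beta)\le s_l$, and $|D(u\|\beta)-D(u'\|\beta)|\le1$ because the labels agree and the base point is the same. We claim $d(u,u')\ge s_{l+1}$. If $l<L-1$, then $b_{l+1}(u)\ne b_{l+1}(u')$ by maximality of $l$, and Step 5 applies. If $l=L-1$, then $Y_0$ is $s_L$-separated by Step 4. Put $g_l=6as_l\sqrt{E'}$. Since $as_l\sqrt{E'}\ge1$,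
$$d(u,u')^2\ge s_{l+1}^2=\theta s_l=13as_l\sqrt{E'}\ge2g_l+1. \tag{15}$$
These are exactly the hypotheses of Lemma 3(ii).

**Step 8: define the decoder and bound the errors.** For $u\in Y^*$ and $0\le l\le L-1$ let $P_{u,l}$ be the projection of Lemma 3 with $\rho=u$, $\beta=b_l(u)$, $s=s_l$; this is allowed by (12) and Step 5. Let $D_u$ be the operator $\Delta$ of Lemma 5 for $P_{u,0},\dots,P_{u,L-1}$ with $\varepsilon=e^{-E'}$ and $t=e^{-E'/2}$. By Lemma 3(i) and Lemma 5,
$$\operatorname{Tr}uD_u\ge1-Le^{-E'/2}.$$
Now let $u'\in Y^*$, $u'\ne u$. For the $l$ of Step 7, Lemma 3(ii) with $\tau=u'$ gives $\operatorname{Tr}u'P_{u,l}\le e^{-E'}$. The decoder need not know which $l$ this is: Lemma 5 asks for one good scale only. It gives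
$$\operatorname{Tr}u'D_u\le(e^{-E'/2}+e^{-E'/4})^2\le4e^{-E'/2}.$$
By the choice of $E'$, $(L+4)e^{-E'/2}=\frac{L+4}{2L+8}e^{-E}=\frac12e^{-E}$. So both errors for $W^\eta$ are at most $\frac12e^{-E}$, and by Step 3 both errors for $W$ are at most $e^{-E}$.

**Step 9: count.** Combining (14) with Steps 5 and 6,
$$\begin{aligned}\log|Y^*|\ge{}&n\log\Gamma(n^{-1/2})-nm^2\log\big(1+12\theta\sqrt{\log n}\big)-n(\log2+2m^2)\\&-(L-1)m^2n\log7-L\log(na+1).\end{aligned}$$
By (11), $1+12\theta\sqrt{\log n}\le C_m(E+\log n)^2$, so the first subtracted term is at most $C_mn\Lambda$. So is the second, as $\Lambda\ge\log2$. From $L\le1+\log_2\log n$ we get $L\le\frac2{\log2}\Lambda$, which settles the third. For the fourth, $\log(na+1)\le\log n+\log(a+1)\le\log n+C_m\Lambda$. Here $L\log n\le C\Lambda\log n\le C\Lambda n$, and $L\cdot C_m\Lambda\le C_mn\Lambda$ because $L\le1+\log n\le n$. All subtracted terms together are at most $C_mn\log(E+\log n)$. $\square$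

## 11. Capacities and error exponents

**Proof of Corollary 3.** For the lower bound apply Theorem 1 with $E=\max(1,\log\frac1{\min(\lambda_1,\lambda_2)})$. Then $e^{-E}\le\min(\lambda_1,\lambda_2)$, and $N_{\rm DI}$ is monotone in the errors. For this fixed $E$, $\log(E+\log n)=O(\log\log n)$ over $n\ge3$. The upper bound is Theorem 2(a), with error term $O(n)$. Dividing by $n\log n$ and using (7) with $\delta_n=n^{-1/2}$ gives the $\liminf$ and $\limsup$.

In the definition of the capacities the infimum runs over all $\lambda_1,\lambda_2>0$. By monotonicity, replacing each $\lambda_i$ by $\min(\lambda_i,\frac13)$ can only decrease the quantity, and for such errors its value is always $\frac12\underline d_M(K)$ (resp. $\frac12\overline d_M(K)$). Thus the capacity formulas hold and $a=b=\frac12$ is admissible. Any channel of positive dimension, for instance the family of all Bernoulli distributions with $\underline d_M(K)=\overline d_M(K)=1$, shows that neither constant can be changed. Finally, a quantum channel with product encodings from $\mathcal X\subset\mathcal S(A)$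 is the cq-channel $W_x=\mathcal N(x)$. $\square$

**Proof of Corollary 4.** Let $\log E_n=o(\log n)$. Then $\log(E_n+\log n)\le\log2+\max(\log E_n,\log\log n)=o(\log n)$, and Theorem 1 with (7) gives the lower bound. For the upper bound, $E_n\ge1$ and monotonicity allow us to use Theorem 2(a) with the fixed errors $e^{-1},e^{-1}$, for which $\kappa=1-2e^{-1}>0$.

Now let $E_n\ge n^\alpha$ for large $n$. By monotonicity $N_{\rm DI}(n,e^{-E_n},e^{-E_n})\le N_{\rm DI}(n,e^{-n^\alpha},e^{-n^\alpha})$, and $3\le n^\alpha\le n$ for large $n$. Theorem 2(b) with $E=n^\alpha$ bounds the logarithm by $n\log\Gamma(\delta_n)$ with $\delta_n=\frac14n^{-(1-\alpha)/2}$. Since $\log(1/\delta_n)/\log n\to\frac{1-\alpha}2$, (7) shows that $\log\Gamma(\delta_n)/\log n$ has $\liminf$ and $\limsup$ equal to $\frac{1-\alpha}2\underline d_M(K)$ and $\frac{1-\alpha}2\overline d_M(K)$. When the dimension is positive, these values are strictly below $\frac12d_M$. $\square$
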